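# An upper bound of second order for the overlap of a pair state with fermionic two-body operators

## 1. Two-body operators, canonical forms and pair operators

Throughout, $\mathfrak h$ is a separable Hilbert space, inner products are antilinear in the first slot, and $\bigwedge^N\mathfrak h$ is the space of fermionic $N$-particle states. The creation operators $c^*(f)$ are linear in $f$, the annihilation operators $c(f)$ are antilinear in $f$, and
$$c(f)c^*(g)+c^*(g)c(f)=\langle f,g\rangle,\qquad c(f)c(g)+c(g)c(f)=0 .$$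
We write $\Omega_0$ for the vacuum and $n_f=c^*(f)c(f)$. For a unit vector $f$ the operator $n_f$ is a projection, and $n_f,n_g$ commute when $f\perp g$. Given an orthonormal basis of $\mathfrak h$, the Slater determinants $c^*(f_1)\cdots c^*(f_N)\Omega_0$ with distinct basis vectors $f_i$, each set of vectors taken once in some order, form an orthonormal basis of $\bigwedge^N\mathfrak h$. On such a determinant $n_f$ ($f$ a basis vector) has the value $1$ if $f$ is occupied and $0$ if not.

**Definition 1 (two-body operator).** For a normalized $\Psi\in\bigwedge^N\mathfrak h$, the operator $\gamma_2^\Psi$ on $\mathfrak h\otimes\mathfrak h$ is defined by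
$$\langle\varphi_1\otimes\varphi_2,\gamma_2^\Psi(\psi_1\otimes\psi_2)\rangle=\langle\Psi,c^*(\psi_1)c^*(\psi_2)c(\varphi_2)c(\varphi_1)\Psi\rangle. \tag{1}$$

It is known that $\gamma_2^\Psi$ is non-negative and self-adjoint, that $\mathrm{tr}\,\gamma_2^\Psi=N(N-1)$, and that $\gamma_2^\Psi\le N$ (Yang). Moving the creation operators to the left slot in (1), the right side becomes $\langle c(\psi_2)c(\psi_1)\Psi,\,c(\varphi_2)c(\varphi_1)\Psi\rangle$. So with the antilinear map $A$ given by $A(\varphi_1\otimes\varphi_2)=c(\varphi_2)c(\varphi_1)\Psi$ we have $\langle\xi,\gamma_2^\Psi\eta\rangle=\langle A\eta,A\xi\rangle$, at least for finite sums $\xi,\eta$ of product vectors. With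
$$u\wedge v:=\tfrac1{\sqrt2}(u\otimes v-v\otimes u),\qquad A(u\wedge v)=\tfrac1{\sqrt2}\big(c(v)c(u)-c(u)c(v)\big)\Psi=\sqrt2\,c(v)c(u)\Psi .$$

*Example.* Let $\Psi$ be the Slater determinant of $f_1,\dots,f_N$. The vectors $A(f_i\wedge f_j)=\sqrt2\,c(f_j)c(f_i)\Psi$ with $i<j$ are mutually orthogonal with norm squared $2$. If a basis vector other than $f_1,\dots,f_N$ enters a wedge, $A$ gives $0$, and $A$ kills symmetric tensors because $c(\varphi_2)c(\varphi_1)$ is antisymmetric. So $\gamma_2^\Psi$ is $2$ on the span of the $\binom N2$ vectors $f_i\wedge f_j$ and $0$ on the orthogonal complement. The trace is $2\binom N2=N(N-1)$, as it must be. The largest eigenvalue is only $2$, far below $N$ when $N$ is large.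

**Definition 2 (canonical form).** Every normalized $\Phi\in\mathfrak h\wedge\mathfrak h$ can be written
$$\Phi=\sum_{k=1}^\infty\lambda_k\,u_k\wedge v_k,\qquad\lambda_k\ge0,\quad\sum_k\lambda_k^2=1, \tag{2}$$
where $(u_k)$ and $(v_k)$ are mutually orthonormal sets that jointly span $\mathfrak h$. We put $\lambda_{\max}=\max_k\lambda_k$. The index $k$ is called a level; it consists of the two modes $u_k,v_k$. (The proofs below never use that the modes span $\mathfrak h$, and in finite dimension the sums are finite.)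

*Example.* Let $e_1,\dots,e_4$ be orthonormal. The vector $\frac1{\sqrt2}(e_1\wedge e_2+e_3\wedge e_4)$ is already in canonical form, with $\lambda_1^2=\lambda_2^2=\frac12$. The vector $\frac1{\sqrt2}(e_1\wedge e_2+e_1\wedge e_3)$ is not, since $e_1$ occurs twice; it equals $e_1\wedge\frac{e_2+e_3}{\sqrt2}$, so its canonical form has a single level with $\lambda_1=1$.

**Definition 3 (moments).** Put
$$s=\sum_k\lambda_k^4,\qquad t=\sum_k\lambda_k^6,\qquad\delta=\lambda_{\max}^2 .$$

Let $X$ be the random variable that takes the value $\lambda_k^2\in[0,\delta]$ with probability $\lambda_k^2$. Then $\mathbb EX=s$ and $\mathbb EX^2=t$. Hence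
$$s\le\delta,\qquad t\le\delta^2,\qquad t-s^2=\mathrm{Var}(X)\ge0. \tag{3}$$

*Example.* If $n$ levels have $\lambda_k^2=\frac1n$ and the others vanish, $X$ is constant, $s=\delta=\frac1n$ and $t=s^2$. If $n$ levels have $\lambda_k^2=\frac1{2n}$ and $n^2$ levels have $\lambda_k^2=\frac1{2n^2}$, then $\sum\lambda_k^2=\frac12+\frac12=1$ and
$$\delta=\tfrac1{2n},\qquad s=\tfrac1{4n}+\tfrac1{4n^2},\qquad t=\tfrac1{8n^2}+\tfrac1{8n^4}.$$
Here $X$ takes two values with probability $\frac12$ each, and for large $n$ its variance is about $\delta^2/4$. We call this the two-scale family.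

**Definition 4 (pair operators).** Let $b_k=c(v_k)c(u_k)$, so $b_k^*=c^*(u_k)c^*(v_k)$, and let $n_k=n_{u_k}+n_{v_k}$. For finitely supported real $x$ let $B_x=\sum_kx_kb_k$.

From the anticommutation relations, $b_k^*b_k=c^*(u_k)n_{v_k}c(u_k)=n_{u_k}n_{v_k}$ and $b_kb_k^*=c(v_k)(1-n_{u_k})c^*(v_k)=(1-n_{u_k})(1-n_{v_k})$. For $k\ne l$, $b_k$ and $b_l^*$ are even products of mutually anticommuting factors, so they commute. Subtracting, and using that $p+q\ge2pq$ for commuting projections $p,q$,
$$b_k^*b_k=n_{u_k}n_{v_k},\qquad[b_k,b_l^*]=\delta_{kl}(1-n_k),\qquad n_k\ge2b_k^*b_k. \tag{4}$$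

*Example.* On determinants in which level $k$ is empty, singly occupied or doubly occupied, $[b_k,b_k^*]$ takes the values $1,0,-1$. If it were always $1$, the $b_k$ would be boson operators. The term $-n_k$ is the Pauli principle, and the whole talk is about its size.

## 2. The supremum $\Sigma_N(\Phi)$ and the conjectured bound

For a normalized pair state $\Phi$ let
$$\Sigma_N(\Phi)=\sup_{\Psi\in\bigwedge^N\mathfrak h,\ \|\Psi\|=1}\langle\Phi,\gamma_2^\Psi\Phi\rangle .$$
In words: how strongly can $N$ fermions condense into the prescribed pair state $\Phi$? Yang's bound says at most $N$. If $\Phi$ is spread over many levels, one expects to come close to $N$, and the question is how much the Pauli principle takes away. (If $\bigwedge^N\mathfrak h=\{0\}$ the supremum is read as $0$.)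

Two results are known. First, if $N\ge2$ and $\Phi$ is a normalized eigenvector of $\gamma_2^\Psi$ with eigenvalue $\Lambda$, then
$$\Lambda\le N\Big(1+\tfrac{N-2}2\sum_k\lambda_k^4\Big)^{-1}. \tag{5}$$
Second, for every normalized $\Phi$ and every $N\in2\mathbb N$ with $N\lambda_{\max}^2\le1$ there is a normalized $\Psi\in\bigwedge^N\mathfrak h$ with
$$\langle\Phi,\gamma_2^\Psi\Phi\rangle\ge N\Big(1-\tfrac{N-2}2\sum_k\lambda_k^4-\tfrac12(N\lambda_{\max}^2)^2\Big). \tag{6}$$
Both contain the correction $\frac{N-2}2s$. But (5) concerns only eigenvectors, and the $\Psi$ that is best for a given $\Phi$ need not have $\Phi$ as an eigenvector. The following conjecture is posed in Martin Ravn Christiansen, "A Correlational Bound for Eigenvalues of Fermionic 2-Body Operators", arXiv:2505.21167 (2025).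

**Conjecture.** There is a constant $C>0$, independent of $\Phi$, such that for every $N\in2\mathbb N$ with $N\lambda_{\max}^2\le1$
$$\Sigma_N(\Phi)\le N\Big(1-\tfrac{N-2}2\sum_k\lambda_k^4+C(N\lambda_{\max}^2)^2\Big).$$

We shall prove that it is true, and then find the exact second-order term.

**Theorem A.** For every normalized $\Phi$ and every even $N\ge2$,
$$\Sigma_N(\Phi)\le N\Big(1-\tfrac{N-2}2\,s+\tfrac43(N-1)(N-2)\,t\Big).$$

Since $(N-1)(N-2)t\le N^2t\le(N\lambda_{\max}^2)^2$ by (3), the conjecture holds with $C=\frac43$. The restriction $N\lambda_{\max}^2\le1$ is not needed, and $(N\lambda_{\max}^2)^2$ may be replaced by the smaller quantity $N^2\sum_k\lambda_k^6$.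

**Theorem B.** There is an absolute constant $C_0$ such that for every normalized $\Phi$ and every $N\in2\mathbb N$ with $N\lambda_{\max}^2\le1$,
$$\Big|\tfrac1N\Sigma_N(\Phi)-\Big(1-\tfrac{N-2}2s+\tfrac{(N-2)^2}2(t-s^2)\Big)\Big|\le C_0(N\lambda_{\max}^2)^3 .$$

**Corollary.** Suppose $N\in2\mathbb N$ and $N\lambda_{\max}^2\le1$.

(a) $\Sigma_N(\Phi)\le N\big(1-\frac{N-2}2s+\frac18(N\lambda_{\max}^2)^2+C_0(N\lambda_{\max}^2)^3\big)$.

(b) $\Sigma_N(\Phi)\ge N\big(1-\frac{N-2}2s-C_0(N\lambda_{\max}^2)^3\big)$.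

(c) If $\dim\mathfrak h=\infty$, there are $\Phi_n$ and even $N_n$ with $\varepsilon_n=N_n\lambda_{\max}^2\to0$ and
$$\varepsilon_n^{-2}\Big(\tfrac1{N_n}\Sigma_{N_n}(\Phi_n)-1+\tfrac{N_n-2}2s\Big)\to\tfrac18 .$$
Hence any admissible $C$ satisfies $C\ge\frac18$, and the error term cannot be replaced by $o((N\lambda_{\max}^2)^2)$.

## 3. From $\Sigma_N(\Phi)$ to the norm of $B_\lambda$

For finitely supported real $x$ let $E_N(x)=\big\|B_x|_{\bigwedge^N\mathfrak h}\big\|^2$, where $B_x:\bigwedge^N\mathfrak h\to\bigwedge^{N-2}\mathfrak h$, and set $E_0=E_1=0$.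

**Step 1: a recursion in $N$.** The purpose is to bound $B_x$ on $N$ particles by $B_x$ on $N-2$ particles. An operator and its adjoint have the same norm, so for $N\ge2$
$$E_N(x)=\sup_{\Theta\in\bigwedge^{N-2}\mathfrak h,\ \|\Theta\|=1}\langle\Theta,B_xB_x^*\Theta\rangle. \tag{7}$$
By (4), $B_xB_x^*=\sum_{k,l}x_kx_l\big(b_l^*b_k+\delta_{kl}(1-n_k)\big)$, that is,
$$B_xB_x^*=\|x\|^2+B_x^*B_x-\sum_kx_k^2n_k\le\|x\|^2+B_x^*B_x-2\sum_kx_k^2b_k^*b_k. \tag{8}$$
Dropping the negative term gives $E_N(x)\le\|x\|^2+E_{N-2}(x)$, and therefore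
$$E_N(x)\le\lfloor N/2\rfloor\,\|x\|^2. \tag{9}$$

**Step 2: extension to $x\in\ell^2$.** We need this because $\lambda$ may have infinitely many nonzero entries. The map $x\mapsto B_x$ is linear, and (9) says that $\|B_x\|\le\lfloor N/2\rfloor^{1/2}\|x\|$ on $\bigwedge^N\mathfrak h$. So for real $x\in\ell^2$ the truncated sums are Cauchy in operator norm on each $\bigwedge^N\mathfrak h$; call the limit $B_x$, and define $E_N(x)$ as before. The adjoints converge too. The series $\sum_kx_k^2n_k$ and $\sum_kx_k^2b_k^*b_k$ converge absolutely in norm, because $\|n_k\|\le2$ and $\|b_k\|\le1$. Thus (7), (8), (9) hold for all real $x\in\ell^2$.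

**Step 3: the identity.** We show that $\langle\Phi,\gamma_2^\Psi\Phi\rangle=2\|B_\lambda\Psi\|^2$. For a truncation $\Phi'=\sum_{k\le n}\lambda_ku_k\wedge v_k$, Section 1 gives $A\Phi'=\sqrt2\sum_{k\le n}\lambda_kb_k\Psi$ (the $\lambda_k$ are real), so $\langle\Phi',\gamma_2^\Psi\Phi'\rangle=\|A\Phi'\|^2=2\big\|\sum_{k\le n}\lambda_kb_k\Psi\big\|^2$. As $n\to\infty$ the left side converges because $\gamma_2^\Psi$ is bounded, and the right side by Step 2. Taking the supremum over $\Psi$,
$$\Sigma_N(\Phi)=2E_N(\lambda). \tag{10}$$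

With $\|\lambda\|=1$, (9) and (10) reproduce $\Sigma_N(\Phi)\le N$ for even $N$. All the loss below $N$ sits in the term $-\sum_kx_k^2n_k$ of (8), which we dropped.

## 4. Two particles, equal weights, four particles

**Two particles.** In (7) with $N=2$ only $\Theta=\Omega_0$ (up to phase) occurs, and $\langle\Omega_0,B_\lambda B_\lambda^*\Omega_0\rangle=1$. So $\Sigma_2(\Phi)=2$, in agreement with both theorems.

**Equal weights.** Let $\lambda_k^2=\frac1n$ on $n$ levels, and let $\Omega_M=(B_\lambda^*)^M\Omega_0$ with $M\le n$, which is nonzero. Here $\sum_k\lambda_k^2n_k=\frac1n\sum_kn_k$ has the value $\frac{2(M-1)}n$ on $\Omega_{M-1}$. Suppose $B_\lambda\Omega_{M-1}=e_{M-1}\Omega_{M-2}$ (with $e_0=0$). Then (8) gives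
$$B_\lambda\Omega_M=B_\lambda B_\lambda^*\Omega_{M-1}=\Big(1+e_{M-1}-\tfrac{2(M-1)}n\Big)\Omega_{M-1},$$
so by induction $B_\lambda\Omega_M=e_M\Omega_{M-1}$ with $e_M=M-\frac{M(M-1)}n$. Using $\Theta=\Omega_{M-1}/\|\Omega_{M-1}\|$ in (7) and $s=\frac1n$,
$$E_{2M}(\lambda)\ge M\big(1-(M-1)s\big),\qquad\text{that is,}\qquad\Sigma_N(\Phi)\ge N\big(1-\tfrac{N-2}2s\big).$$
This exhibits the first-order term.

**Four particles.** Let $K=\{k:\lambda_k>0\}$ and assume $\delta\le\frac14$ (that is, $N\lambda_{\max}^2\le 1$); then $|K|\ge\frac1\delta\ge4$. A normalized $\Theta\in\bigwedge^2\mathfrak h$ is $\Theta=\sum_{k\in K}a_kb_k^*\Omega_0+\Theta'$, where $\Theta'$ is a combination of determinants in which no level of $K$ is doubly occupied, so $b_k\Theta'=0$ for all $k\in K$. Then $\|B_\lambda\Theta\|^2=|\sum\lambda_ka_k|^2$, and $\langle\Theta,\sum_k\lambda_k^2n_k\Theta\rangle\ge2\sum\lambda_k^2|a_k|^2$ with equality if $\Theta'=0$. The first form of (8) therefore gives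
$$\langle\Theta,B_\lambda B_\lambda^*\Theta\rangle\le1+\Big|\sum_k\lambda_ka_k\Big|^2-2\sum_k\lambda_k^2|a_k|^2,$$
with equality if $\Theta'=0$. The function $\mu\mapsto\sum_{k\in K}\frac{\lambda_k^2}{\mu+2\lambda_k^2}$ is continuous and strictly decreasing on $(0,\infty)$, from $|K|/2>1$ (or $\infty$) at $0^+$ to $0$. Let $\mu>0$ be the solution of
$$\sum_{k\in K}\frac{\lambda_k^2}{\mu+2\lambda_k^2}=1. \tag{11}$$
By the Cauchy–Schwarz inequality $|\sum\lambda_ka_k|^2\le\sum(\mu+2\lambda_k^2)|a_k|^2\cdot1$, so $|\sum\lambda_ka_k|^2-2\sum\lambda_k^2|a_k|^2\le\mu\sum|a_k|^2\le\mu$, with equality when $\Theta'=0$ and $a_k$ is proportional to $\lambda_k/(\mu+2\lambda_k^2)$. Hence $E_4(\lambda)=1+\mu$ exactly.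

Now expand. Equation (11) says $\mathbb E\frac1{\mu+2X}=1$. So $\mu\le1$, and by Jensen's inequality $1\ge\frac1{\mu+2s}$, that is, $\mu\ge1-2s\ge\frac12$. From $\frac1{\mu+2X}=\frac1\mu-\frac{2X}{\mu^2}+\frac{4X^2}{\mu^3}+O(X^3)$ we get $\mu=1-\frac{2s}\mu+\frac{4t}{\mu^2}+O(\delta^3)$. This gives first $\mu=1-2s+O(\delta^2)$, so $\frac1\mu=1+2s+O(\delta^2)$, and then
$$E_4(\lambda)=1+\mu=2-2s+4(t-s^2)+O(\delta^3).$$
This is Theorem B for $N=4$. The second-order term is the variance of $X$, and it enters with a plus sign.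

## 5. Comparison with fixed coefficients, and where it stops

How should the term $-2\sum\lambda_k^2b_k^*b_k$ in (8) be used for general $N$? If $\Phi$ were an eigenvector of $\gamma_2^\Psi$ with eigenvalue $\Lambda>0$, the eigenvalue equation would help: testing it against $u_k\wedge v_k$ gives $2\langle B_\lambda\Psi,b_k\Psi\rangle=\Lambda\lambda_k$, and since $\|B_\lambda\Psi\|^2=\Lambda/2$, Cauchy–Schwarz forces $\|b_k\Psi\|^2\ge\Lambda\lambda_k^2/2$ for every $k$. For a supremum over all states no such equation is available.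

The obvious substitute is an inequality
$$\sum_k\lambda_k^2\|b_k\Theta\|^2\ge\kappa\,\|B_\lambda\Theta\|^2\qquad\text{for all }\Theta, \tag{12}$$
with $0<\kappa\le\frac12$. By (8) it would give $E_N(\lambda)\le1+(1-2\kappa)E_{N-2}(\lambda)$, hence $E_{2M}(\lambda)\le\sum_{j=0}^{M-1}(1-2\kappa)^j$, whose expansion starts with $M-M(M-1)\kappa$. We want $\kappa=s$. For $n\ge2$ equal weights this works: $\|B_\lambda\Theta\|^2=\|\sum_k\lambda_kb_k\Theta\|^2\le n\sum_k\lambda_k^2\|b_k\Theta\|^2$, so $\kappa=\frac1n=s$.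

In general it fails, already for one pair. Let $L\subset K$ be a set of $\ell$ levels and $\Theta=c\sum_{k\in L}\lambda_k^{-1}b_k^*\Omega_0$ with $c$ normalizing. The left side of (12) is $c^2\ell$ and $\|B_\lambda\Theta\|^2=c^2\ell^2$, so $\kappa\le\frac1\ell$. If infinitely many $\lambda_k$ are positive, no $\kappa>0$ is possible. In the two-scale family $\kappa\le\frac1{n+n^2}$, while $s>\frac1{4n}$.

The bad $\Theta$ sits mainly on the levels with small $\lambda_k$; there Pauli blocking costs little. But such a $\Theta$ gains little too: $\|B_\lambda\Theta\|^2=\ell^2\big/\sum_{k\in L}\lambda_k^{-2}$. For the two-scale family with $L=K$ this is $(n+n^2)^2/(2n^2+2n^4)$, close to $\frac12$ for large $n$, whereas the largest value over one-pair states is $1$. Inequality (12) with the same $\lambda$ on both sides cannot register this trade-off. So we should let the coefficients change along the recursion: a state either pays the Pauli term, or its value of $\|B_\lambda\Theta\|$ is nearly the value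 of $\|B_{x'}\Theta\|$ for a vector $x'$ with the large coefficients reduced, and $x'$ has smaller norm.

## 6. A recursion with changing coefficients, and Theorem A

**Lemma.** Let $x,h\in\ell^2$ be real with $R^2=\sum_kh_k^2<2$, and let $((1-h)x)_k=(1-h_k)x_k$. Then for $N\ge2$
$$E_N(x)\le\|x\|^2+\frac1{1-R^2/2}\,E_{N-2}\big((1-h)x\big).$$

*Proof.* If $R=0$, this is $E_N(x)\le\|x\|^2+E_{N-2}(x)$. Let $R>0$, let $\Theta\in\bigwedge^{N-2}\mathfrak h$ be normalized, and put $w_k=x_kb_k\Theta$. Since $\|b_k\|\le1$, $\sum\|w_k\|^2\le\|x\|^2<\infty$. Split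
$$B_x\Theta=B_{(1-h)x}\Theta+B_{hx}\Theta,\qquad\|B_{hx}\Theta\|^2=\Big\|\sum_kh_kw_k\Big\|^2\le R^2\sum_k\|w_k\|^2 .$$
From $\|p+q\|^2\le(1+\theta)\|p\|^2+(1+\theta^{-1})\|q\|^2$, valid for all $\theta>0$,
$$\|B_x\Theta\|^2\le(1+\theta)\|B_{(1-h)x}\Theta\|^2+(1+\theta^{-1})R^2\sum_k\|w_k\|^2 .$$
Choose $\theta$ so that the last term is exactly what the Pauli term can pay: $(1+\theta^{-1})R^2=2$, that is, $\theta=\frac{R^2}{2-R^2}$. Then $1+\theta=\frac2{2-R^2}=(1-R^2/2)^{-1}$, and
$$\|B_x\Theta\|^2-2\sum_kx_k^2\|b_k\Theta\|^2\le\frac1{1-R^2/2}\|B_{(1-h)x}\Theta\|^2 .$$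
Insert this into (8), bound $\|B_{(1-h)x}\Theta\|^2$ by $E_{N-2}((1-h)x)$, and take the supremum over $\Theta$ in (7). $\square$

**Which $h$?** Try $N=4$, $x=\lambda$. By (9) the second term of the Lemma is at most $(1-R^2/2)^{-1}\sum\lambda_k^2(1-h_k)^2$, which for small $h$ is about $1+\sum_k\big(-2\lambda_k^2h_k+\frac12h_k^2\big)$. Minimizing each summand gives
$$h_k=2\lambda_k^2,\qquad\text{with value }1-2s .$$
This is the first-order term of Section 4. In fact the Lemma loses nothing for $N=4$, $\delta\le\frac14$: take $h_k=2\lambda_k^2/D_k$ with $D_k=\mu+2\lambda_k^2$ and $\mu$ from (11). Then $1-h_k=\mu/D_k$, so $\sum\lambda_k^2(1-h_k)^2=\mu^2\sum\lambda_k^2/D_k^2$. By (11), $1=\sum\lambda_k^2(\mu+2\lambda_k^2)/D_k^2$, so $1-R^2/2=1-2\sum\lambda_k^4/D_k^2=\mu\sum\lambda_k^2/D_k^2>0$. The quotient is $\mu$, and the bound is $1+\mu=E_4(\lambda)$. For Theorem A the simpler $h_k=2\lambda_k^2$ is enough.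

**Proof of Theorem A.** Let $N=2M$. By (10), and since $M-1=\frac{N-2}2$ and $\frac83(M-1)(2M-1)=\frac43(N-2)(N-1)$, we must show
$$E_{2M}(\lambda)\le M\Big(1-(M-1)s+\tfrac83(M-1)(2M-1)t\Big). \tag{13}$$
For $M=1$ this is $E_2(\lambda)\le1$, which is (9). Let $M\ge2$.

**Case 1: $(M-1)s>\frac14$.** Here the trivial bound suffices, because the $t$ term outweighs the $s$ term. By (3), $t\ge s^2$, and $2M-1\ge2(M-1)$, so
$$\tfrac83(M-1)(2M-1)t\ge\tfrac{16}3(M-1)^2s^2=\tfrac{16}3\big[(M-1)s\big](M-1)s\ge\tfrac43(M-1)s\ge(M-1)s .$$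
The right side of (13) is at least $M$, and $E_{2M}(\lambda)\le M$ by (9).

**Case 2: $(M-1)s\le\frac14$.** Since $M\ge2$, $s\le\frac14$.

**Step 1: iterate the Lemma.** The purpose is an explicit sum. Use the same $h_k=2\lambda_k^2$ at every step. It lies in $\ell^2$ with $R^2=4s\le1<2$ and $R^2/2=2s$. Starting from $x=\lambda$, after $j$ steps the coefficient vector is $(1-h)^j\lambda$ and the accumulated prefactor is $(1-2s)^{-j}$. After $M$ steps the remainder contains $E_0=0$. Thus
$$E_{2M}(\lambda)\le\sum_{j=0}^{M-1}(1-2s)^{-j}A_j,\qquad A_j=\sum_k\lambda_k^2(1-2\lambda_k^2)^{2j}\ge0. \tag{14}$$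

**Step 2: bound $A_j$ by moments.** Fix $j\ge1$ and compare, for $\xi\in[0,2]$, $g(\xi)=(1-\xi)^{2j}$ with $p(\xi)=1-2j\xi+j(2j-1)\xi^2$. We have $g(0)=p(0)$, $g'(0)=p'(0)$, and, since $|1-\xi|\le1$,
$$g''(\xi)=2j(2j-1)(1-\xi)^{2j-2}\le2j(2j-1)=p''(\xi).$$
Integrating twice, $g\le p$ on $[0,2]$. Put $\xi=2\lambda_k^2\in[0,2]$ and average with the weights $\lambda_k^2$:
$$0\le A_j\le1-4js+4j(2j-1)t\le1-4js+8j^2t .$$

**Step 3: bound each term of (14).** Put $a=2js$; for $j\le M-1$ we have $a\le\frac12$. By Bernoulli's inequality $(1-2s)^j\ge1-a\ge\frac12$. Since $A_j\ge0$,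
$$(1-2s)^{-j}A_j\le\frac{A_j}{1-a}\le\frac{1-2a}{1-a}+\frac{8j^2t}{1-a}\le1-a+16j^2t=1-2js+16j^2t,$$
where we used $\frac{1-2a}{1-a}=1-\frac a{1-a}\le1-a$. For $j=0$ the bound is the equality $1=1$. Notice the balance: the norm of the coefficient vector contributes $-4js$, the prefactor gives back $2js$.

**Step 4: sum.** With $\sum_{j=0}^{M-1}j=\frac{M(M-1)}2$ and $\sum_{j=0}^{M-1}j^2=\frac{(M-1)M(2M-1)}6$,
$$E_{2M}(\lambda)\le M-M(M-1)s+\tfrac{16}6M(M-1)(2M-1)t,$$
which is (13). $\blacksquare$

This proves the conjecture, with $C=\frac43$.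

## 7. The pair matrix on subsets of levels

For Theorem B we need matching bounds from both sides. Let $N=2M$, $\varepsilon=N\delta=2M\delta\le1$, $K=\{k:\lambda_k>0\}$ and $w_k=\lambda_k^2$ for $k\in K$. Then $\sum_Kw_k=1$, $\sum_Kw_k^2=s$, $\sum_Kw_k^3=t$. Since $1=\sum_Kw_k\le|K|\delta$, we have $|K|\ge1/\delta\ge2M$. All constants in $O(\cdot)$ are absolute.

**Step 1: block decomposition of $H=B_\lambda^*B_\lambda$.** The purpose is to replace the fermionic problem by a matrix with nonnegative entries. Complete $(u_k,v_k)_{k\in K}$ to an orthonormal basis of $\mathfrak h$ and use its Slater determinants. Let $\Omega$ be a determinant in which no level of $K$ is doubly occupied, and let $U\subset K$ be its set of singly occupied levels. For $S\subset K\setminus U$ with $|S|=M'$ put $|S\rangle=\prod_{k\in S}b_k^*\,\Omega$. The $b_k^*$ commute, so the order does not matter. Up to sign $|S\rangle$ is a determinant whose doubly occupied levels are exactly those in $S$, so for fixed $\Omega$ and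 $M'$ these vectors are orthonormal. Every $N$-particle determinant arises, up to sign, from exactly one $(\Omega,S)$: take $S$ to be its doubly occupied levels and remove them. Thus the closed spans over all $\Omega$ with $N-2M'$ particles, $0\le M'\le M$, decompose $\bigwedge^N\mathfrak h$ orthogonally.

For $i\in S$, $b_i|S\rangle=|S\setminus i\rangle$, because $b_ib_i^*=1$ on a vector in which level $i$ is empty. For $i\in K\setminus S$ level $i$ is empty or singly occupied, and $b_i|S\rangle=0$. Further, $b_j^*|S\setminus i\rangle=|(S\setminus i)\cup j\rangle$ if $j\in(K\setminus U)\setminus(S\setminus i)$; otherwise level $j$ is singly or doubly occupied and the result is $0$. So $H=\sum\lambda_i\lambda_jb_j^*b_i$ maps each span into itself. Its matrix there is real and symmetric, and on $\varphi=\sum_S\varphi(S)|S\rangle$ it acts by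
$$(H\varphi)(S)=\sum_{i\in S}\ \sum_{j\in(K\setminus U)\setminus(S\setminus i)}\lambda_i\lambda_j\,\varphi\big((S\setminus i)\cup j\big). \tag{15}$$
All entries $H_{SS'}$ are nonnegative.

**Step 2: reduction to $U=\emptyset$.** Let $e_{M'}$ be the supremum of the quadratic form (15) with $U=\emptyset$ over normalized $\varphi$ on the $M'$-subsets of $K$, and $e_0=0$. It is finite, since it is the form of $H$ on the span with $\Omega=\Omega_0$ in $\bigwedge^{2M'}\mathfrak h$. Now take any sector $(\Omega,M')$ and a normalized $\varphi$. Replacing $\varphi$ by $|\varphi|$ does not lower the form, because the entries are nonnegative. Extending $|\varphi|$ by $0$ to the subsets that meet $U$ does not change the form, because for $S,S'\subset K\setminus U$ the entry $H_{SS'}$ does not depend on $U$. So each sector contributes at most $e_{M'}$. The sector with $\Omega=\Omega_0$, $M'=M$ contributes exactly $e_M$. Since $E_N(\lambda)$ is the supremum of the form of $H$ on $\bigwedge^N\mathfrak h$,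
$$e_M\le E_N(\lambda)\le\max_{0\le M'\le M}e_{M'}. \tag{16}$$

**Step 3: two-sided bounds from one positive function.** This is the tool that gives matching bounds. Let $\psi>0$ be a square-summable function on the $M$-subsets of $K$, and let $T(S)=(H\psi)(S)/\psi(S)$ with $U=\emptyset$. Then
$$\inf_ST(S)\le e_M\le\sup_ST(S). \tag{17}$$
The lower bound holds because $\langle\psi,H\psi\rangle=\sum_S\psi(S)^2T(S)\ge\inf T\cdot\|\psi\|^2$. The upper bound is the Schur test. Since $H_{SS'}=H_{S'S}\ge0$,
$$|H_{SS'}\varphi(S)\varphi(S')|\le\tfrac12H_{SS'}\Big(|\varphi(S)|^2\frac{\psi(S')}{\psi(S)}+|\varphi(S')|^2\frac{\psi(S)}{\psi(S')}\Big).$$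
Sum over $S,S'$; all terms are nonnegative, so the order is free, and each half contributes $\frac12\sum_S|\varphi(S)|^2T(S)$. Hence $|\langle\varphi,H\varphi\rangle|\le\sum_S|\varphi(S)|^2T(S)\le\sup T\cdot\|\varphi\|^2$.

So we need a $\psi$ for which $T$ is nearly constant.

**The product function.** Put $m=M-1$ and, for a set $S$ of $M$ levels,
$$P=\sum_{i\in S}w_i,\qquad P_2=\sum_{i\in S}w_i^2 .$$
The natural first choice is $\psi(S)=\prod_{i\in S}\lambda_i$. In (15), $\lambda_i\lambda_j\psi((S\setminus i)\cup j)/\psi(S)=\lambda_j^2=w_j$, so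
$$T(S)=\sum_{i\in S}\ \sum_{j\in K\setminus(S\setminus i)}w_j=\sum_{i\in S}(1-P+w_i)=M-mP .$$
For $n$ equal weights $P=\frac Mn$ is constant, so (17) gives $e_M=M\big(1-\frac{M-1}n\big)$ for $1\le M\le n$. These numbers increase in $M$ as long as $2M\le n$, so by (16), when $N\lambda_{\max}^2=\frac Nn\le1$, $\Sigma_N(\Phi)=N(1-\frac{N-2}2s)$ exactly. The lower bound of Section 4 is then the truth.

For unequal weights the choice fails at first order. In the two-scale family with $M\le n$, $P$ runs from $\frac M{2n^2}$ to $\frac M{2n}$, so (17) leaves for $e_M/M$ an interval of length $\frac m{2n}-\frac m{2n^2}$, which for large $n$ and $M$ is about $\varepsilon/2$ (here $\varepsilon=M/n$). The correction $ms\approx\frac m{4n}$ is invisible inside it. We must correct $\psi$ so that the dependence of $T(S)$ on $S$ cancels through second order in $\varepsilon$.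

## 8. A corrected test function, and Theorem B

**Step 1: the ansatz.** Let
$$\psi(S)=e^{F(S)}\prod_{i\in S}\lambda_i,\qquad F(S)=-\alpha P+\beta P_2+\gamma P^2,$$
with real parameters $\alpha,\beta,\gamma$ depending on $M$ and $s$. The term $-\alpha P$ is there to remove $-mP$; it creates second-order terms in $P^2$, $P_2$ and $sP$, and the other parameters are there to remove those. We have $\psi>0$, $F$ is bounded because $P,P_2\le1$, and $\sum_{|S|=M}\prod_{i\in S}w_i\le\frac1{M!}\big(\sum_Kw_k\big)^M=\frac1{M!}$, so $\psi$ is square-summable.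

Replacing $i\in S$ by $j$ changes $P$ by $a=w_j-w_i$, $P_2$ by $w_j^2-w_i^2$, and $P^2$ by $2Pa+a^2$. Hence
$$T(S)=\sum_{i\in S}\ \sum_{j\in K\setminus(S\setminus i)}w_je^{\Delta_{ij}},\qquad\Delta_{ij}=-\alpha a+\beta(w_j^2-w_i^2)+\gamma(2Pa+a^2). \tag{18}$$
The term $j=i$ has $a=0$, $\Delta_{ii}=0$, as it should.

**Step 2: sizes.** To expand the exponentials we need to know which terms are small. We shall pick parameters with
$$0\le\alpha\le2M,\qquad|\alpha-m|\le2M^2\delta,\qquad|\gamma|\le\tfrac M2,\qquad0\le\beta\le\tfrac32M^2, \tag{19}$$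
and check (19) in Step 4. Also $|a|\le\delta$, $P\le M\delta=\frac\varepsilon2$, $s\le\delta$, $t\le\delta^2$. Then
$$|\alpha a|\le2M\delta=\varepsilon,\quad|\beta(w_j^2-w_i^2)|\le\tfrac32M^2\delta^2=\tfrac38\varepsilon^2,\quad|\gamma(2Pa+a^2)|\le\tfrac M2(2M\delta^2+\delta^2)\le\tfrac32M^2\delta^2=\tfrac38\varepsilon^2,$$
and $|(\alpha-m)a|\le2M^2\delta^2=\frac12\varepsilon^2$. So $\Delta_{ij}=O(\varepsilon)$ and $\Delta_{ij}+ma=O(\varepsilon^2)$. Consequently $\Delta_{ij}^2-m^2a^2=(\Delta_{ij}+ma)(\Delta_{ij}-ma)=O(\varepsilon^3)$, and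
$$e^{\Delta_{ij}}=1+\Delta_{ij}+\tfrac12m^2a^2+O(\varepsilon^3),\qquad e^{\Delta_{ij}}=1-ma+O(\varepsilon^2). \tag{20}$$

**Step 3: expansion of $T(S)$.** Write $\sum_{j\in K\setminus(S\setminus i)}=\sum_{j\in K}-\sum_{j\in S\setminus i}$. In the full sum the weights $w_j$ have total mass $1$, and we need the first formula in (20). In the subtracted sum the total mass is at most $P=O(\varepsilon)$, and the second formula suffices. For the full sum use
$$\sum_Kw_ja=s-w_i,\qquad\sum_Kw_j(w_j^2-w_i^2)=t-w_i^2,\qquad\sum_Kw_ja^2=t-2sw_i+w_i^2,$$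
which gives
$$\sum_{j\in K}w_je^{\Delta_{ij}}=1-\alpha(s-w_i)+\beta(t-w_i^2)+2\gamma P(s-w_i)+\big(\gamma+\tfrac{m^2}2\big)(t-2sw_i+w_i^2)+O(\varepsilon^3).$$
For the subtracted sum, $\sum_{j\in S\setminus i}w_j=P-w_i$ and $\sum_{j\in S\setminus i}w_ja=P_2-w_i^2-w_i(P-w_i)$, so
$$\sum_{j\in S\setminus i}w_je^{\Delta_{ij}}=P-w_i-m(P_2-w_i^2)+mw_i(P-w_i)+O(\varepsilon^3)=P-w_i-mP_2+mw_iP+O(\varepsilon^3).$$
Sum over the $M$ elements $i\in S$. The full sums contribute
$$M-\alpha Ms+\alpha P+\beta Mt-\beta P_2+2\gamma MsP-2\gamma P^2+\big(\gamma+\tfrac{m^2}2\big)(Mt-2sP+P_2),$$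
the subtracted sums contribute $MP-P-mMP_2+mP^2$, and the error is $M\,O(\varepsilon^3)$. Collecting,
$$\begin{aligned}T(S)=\;&M-\alpha Ms+Mt\big(\beta+\gamma+\tfrac{m^2}2\big)+(\alpha-m)P+sP\,(2\gamma m-m^2)\\&+P^2(-2\gamma-m)+P_2\big(-\beta+\gamma+\tfrac{m^2}2+mM\big)+M\,O(\varepsilon^3),\end{aligned} \tag{21}$$
where $-M+1=-m$ and $2\gamma M-2\gamma=2\gamma m$ were used.

**Step 4: choice of the parameters.** We make everything that depends on $S$ cancel.

- The $P^2$ term vanishes for $\gamma=-\frac m2$.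
- Then the coefficient of $sP$ is $2\gamma m-m^2=-2m^2$, and the terms $(\alpha-m)P-2m^2sP$ cancel for $\alpha=m+2m^2s$.
- The $P_2$ term vanishes for $\beta=-\frac m2+\frac{m^2}2+m(m+1)=\frac{m(3m+1)}2$.

We check (19), using $s\le\delta$ and $2M\delta\le1$: $0\le\alpha\le M+2M^2\delta=M(1+2M\delta)\le2M$; $|\alpha-m|=2m^2s\le2M^2\delta$; $|\gamma|=\frac m2\le\frac M2$; $0\le\beta=\frac{(M-1)(3M-2)}2\le\frac32M^2$. So the expansion was legitimate. In (21) there remains $\beta+\gamma+\frac{m^2}2=\frac{3m^2+m-m+m^2}2=2m^2$ and $-\alpha Ms=-Mms-2Mm^2s^2$. Therefore, uniformly in $S$,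
$$T(S)=M\big(1-ms+2m^2(t-s^2)+O(\varepsilon^3)\big). \tag{22}$$
(For $M=1$: $m=0$, $F=0$, $T=1$, and (22) is exact.)

**Step 5: conclusion.** It remains to rule out that a smaller number of pairs wins in (16). Let
$$g(M)=M-M(M-1)s+2M(M-1)^2(t-s^2).$$
For $1\le M'\le M$ we have $2M'\delta\le1$, so (17) and (22) apply with $M'$ in place of $M$ (with the parameters formed with $M'$). They give an absolute constant $C_0$ with
$$|e_{M'}-g(M')|\le C_0M'(2M'\delta)^3\le C_0M\varepsilon^3,\qquad1\le M'\le M. \tag{23}$$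
For integers $0\le M'<M$, the number $M'(M'-1)^2$ is nondecreasing in $M'$ and $t-s^2\ge0$, while $(M'+1)M'-M'(M'-1)=2M'$. Hence
$$g(M'+1)-g(M')\ge1-2M's\ge1-2M\delta\ge0 .$$
So $g(M')\le g(M)$ for $0\le M'\le M$, and in particular $e_0=0=g(0)\le g(M)$. From (16) and (23),
$$g(M)-C_0M\varepsilon^3\le e_M\le E_N(\lambda)\le\max_{0\le M'\le M}e_{M'}\le g(M)+C_0M\varepsilon^3 .$$
By (10), $\frac1N\Sigma_N(\Phi)=\frac1ME_N(\lambda)$. Dividing by $M$ and using $M-1=\frac{N-2}2$, $2(M-1)^2=\frac{(N-2)^2}2$ gives Theorem B. $\blacksquare$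

## 9. The variance $t-s^2$ and the constant $\frac18$

By (3), $t-s^2$ is the variance of $X\in[0,\delta]$. Since $|X-\frac\delta2|\le\frac\delta2$ and the variance is at most $\mathbb E(X-\frac\delta2)^2$,
$$0\le t-s^2\le\frac{\delta^2}4$$
(Popoviciu's inequality).

**Proof of (a) and (b).** By the upper bound, $\frac{(N-2)^2}2(t-s^2)\le\frac{N^2}2\cdot\frac{\delta^2}4=\frac18(N\lambda_{\max}^2)^2$, and Theorem B gives (a). By the lower bound this term is nonnegative, and Theorem B gives (b). $\blacksquare$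

**Proof of (c).** We use pair states for which Popoviciu's inequality is asymptotically an equality. Since $\dim\mathfrak h=\infty$, there is room for the two-scale family: let $\Phi_n$ have $n$ levels with $\lambda_k^2=\frac1{2n}$ and $n^2$ levels with $\lambda_k^2=\frac1{2n^2}$. From Section 1,
$$t-s^2=\frac1{8n^2}+\frac1{8n^4}-\Big(\frac1{4n}+\frac1{4n^2}\Big)^2=\frac1{16n^2}+O(n^{-3})=\frac{\delta^2}4(1+o(1)),\qquad\delta=\frac1{2n}.$$
Choose even $N_n\to\infty$ with $N_n/n\to0$, so that $\varepsilon_n=N_n\delta\to0$; in particular $\varepsilon_n\le1$ for large $n$. By Theorem B, whose error divided by $\varepsilon_n^2$ is at most $C_0\varepsilon_n$,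
$$\varepsilon_n^{-2}\Big(\tfrac1{N_n}\Sigma_{N_n}(\Phi_n)-1+\tfrac{N_n-2}2s\Big)=\frac{(N_n-2)^2}2\cdot\frac{\delta^2/4}{N_n^2\delta^2}(1+o(1))+O(\varepsilon_n)\longrightarrow\frac18 .$$
If the conjectured inequality holds with a constant $C$, the left side is at most $C$ for all large $n$, so $C\ge\frac18$; and an error term $o((N\lambda_{\max}^2)^2)$ would force the limit to be at most $0$. $\blacksquare$

In the limit $N\lambda_{\max}^2\to0$ the optimal constant is therefore $\frac18$, by (a) and (c). Theorem A and (c) place the best $C$ valid uniformly up to $N\lambda_{\max}^2=1$ in the interval $[\frac18,\frac43]$; the arguments given here do not determine it.
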